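\title{Tracial rounding for projection games with an error independent of the game}

\begin{abstract}
We show that a projection game that can be won with probability $1-\varepsilon$ by a commuting-operator strategy can be won with probability at least $1-\sqrt\varepsilon\,(19+\frac52\log\frac1\varepsilon)$ by projective measurements in a tracial von Neumann algebra, which is finite-dimensional if the given strategy is. The bound does not depend on the game; for constraint-variable games of constraint systems it does not depend on the context size. The main tool is a dilation theorem: every POVM in a tracial algebra becomes a projection-valued measure in a larger tracial algebra once its outcome is composed with a random number of steps of a reversible Markov chain. The dilation is the polar part of an operator-valued circular element. A family of games with contexts of size at most $4$ shows that the rate $\sqrt\varepsilon$ is optimal up to the logarithm.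
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{Games and correlations}

A \emph{two-player nonlocal game} consists of finite question sets $\mathsf X$ (for Alice) and $\mathsf Y$ (for Bob), finite answer sets $\mathsf A_x$ for $x\in\mathsf X$ and $\mathsf B$, a probability distribution $\pi$ on $\mathsf X\times\mathsf Y$, and a predicate $V(a,b|x,y)\in\{0,1\}$ defined for $x\in\mathsf X$, $y\in\mathsf Y$, $a\in\mathsf A_x$, $b\in\mathsf B$. A referee draws $(x,y)$ from $\pi$, Alice answers $a$, Bob answers $b$, and they win if $V(a,b|x,y)=1$. If the answers are distributed according to $p(a,b|x,y)$, the \emph{winning probability} of the correlation $p$ is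
\[
\sum_{x,y}\pi(x,y)\sum_{a,b}V(a,b|x,y)\,p(a,b|x,y),
\]
and its \emph{loss} is one minus this number. The game is a \emph{projection game} if for all $x,y$ and $a\in\mathsf A_x$ there is at most one $b\in\mathsf B$ with $V(a,b|x,y)=1$: Alice's answer dictates the answer that Bob has to give.

A POVM is a finite family of positive operators with sum $1$; it is a PVM if all its elements are projections. A \emph{commuting-operator strategy} consists of a Hilbert space $H$, a unit vector $\psi\in H$, and POVMs $(A^x_a)_{a\in\mathsf A_x}$, $(B^y_b)_{b\in\mathsf B}$ on $H$ with $[A^x_a,B^y_b]=0$ for all $x,y,a,b$. It produces the correlation $p(a,b|x,y)=\langle\psi,A^x_aB^y_b\psi\rangle$, and it is called \emph{quantum} if $H$ is finite-dimensional. A \emph{tracial correlation} is one of the form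
\[
p(a,b|x,y)=\tau(A^x_aB^y_b),
\]
where $\tau$ is a tracial state on a von Neumann algebra $M$ and $(A^x_a)_a$, $(B^y_b)_b$ are PVMs in $M$, which need not commute. It is \emph{finite-dimensional} if $M$ is.

Tracial correlations are commuting-operator correlations: on the GNS space $L^2(M,\tau)$ let Alice multiply from the left and Bob from the right, and take $\psi=1$. For $M=M_n(\mathbb C)$ this is the strategy with projective measurements on a maximally entangled state. What distinguishes the tracial case is that the measurements of both players lie in one algebra and that agreement is a distance: for two PVMs with the same outcomes and $\|z\|_2=\tau(z^*z)^{1/2}$,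
\begin{equation}\label{eq:distance}
\sum_b\|P_b-P'_b\|_2^2=2-2\sum_b\tau(P_bP'_b)=2\Pr[\text{the outcomes differ}].
\end{equation}
A tracial correlation with small loss is thus an approximate solution, in the norm $\|\cdot\|_2$, of the algebraic relations that the game imposes on projections, and can be analyzed by algebra. A general strategy offers neither a trace nor projections, and one would like to replace it by a tracial one at a small cost.

\subsection{The question and the results}

A \emph{constraint system} consists of finitely many variables over a finite alphabet $\Sigma$ and finitely many constraints. A constraint $c$ is given by its \emph{context}, a non-empty set of variables, and a set of satisfying assignments to the context. In the \emph{constraint-variable game}, the referee draws a constraint $c$ from a given distribution and a variable $v$ uniformly from the context of $c$. Alice receives $c$ and answers an assignment $a\in\Sigma^{\mathrm{context}(c)}$; Bob receives $v$ and answers $b\in\Sigma$. They win if $a$ satisfies $c$ and $b=a(v)$.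 This is a projection game. For any game let $L$ be the inverse of the smallest conditional probability $\pi(y|x)$ over pairs with $\pi(x,y)>0$; for constraint-variable games $L$ is the maximum context size.

It is known that if a commuting-operator (respectively quantum) correlation wins a constraint-variable game with probability $1-\varepsilon$, then a tracial (respectively finite-dimensional tracial) correlation wins it with probability at least $1-O((L\varepsilon)^{1/4})$, with an absolute implied constant. This bound is empty when $L\varepsilon$ is of order one. The following question, whether the dependence on $L$ is necessary, is from \cite{Culf}.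

\medskip
\noindent\textbf{Question.} \emph{Is there a function $f:[0,1]\to[0,1]$ with $f(\varepsilon)\to0$ as $\varepsilon\to0$, independent of the game, such that for every constraint-variable game, with arbitrary context sizes, the existence of a commuting-operator correlation winning with probability $1-\varepsilon$ implies the existence of a tracial correlation winning with probability at least $1-f(\varepsilon)$?}
\medskip

The answer is yes. With $\log$ the natural logarithm, let
\begin{equation}\label{eq:f}
f_0(\varepsilon)=\min\Bigl\{1,\ \sqrt\varepsilon\,\bigl(19+\tfrac52\log\tfrac1\varepsilon\bigr)\Bigr\}\quad(0<\varepsilon\le1),\qquad f_0(0)=0 .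
\end{equation}

\begin{theorem}\label{thm:main}
Let a projection game (in particular, a constraint-variable game with arbitrary context sizes) have a commuting-operator correlation winning with probability $1-\varepsilon$. Then some tracial correlation wins with probability at least $1-f_0(\varepsilon)$.
\end{theorem}

\begin{theorem}\label{thm:fd}
If the given correlation in Theorem~\ref{thm:main} is quantum, the tracial correlation can be taken finite-dimensional.
\end{theorem}

\begin{theorem}\label{thm:lower}
If $f$ has the property asked for in the Question, even only for constraint-variable games with contexts of size at most $4$, then $f(\varepsilon)\ge2\cdot10^{-6}\sqrt\varepsilon$ for all $\varepsilon\in(0,1]$.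
\end{theorem}

So the rate in Theorem~\ref{thm:main} is optimal up to the factor $\log(1/\varepsilon)$. We do not know whether this factor is needed.

The proof of Theorem~\ref{thm:main} has two independent steps. The first (Section~\ref{sec:trace}) replaces the state by a trace but keeps POVMs; it turns a loss $\varepsilon$ into at most $\varepsilon+2\sqrt\varepsilon$, separately on each pair of questions. The second (Section~\ref{sec:dilation}) replaces POVMs by PVMs. This is the step in which $L$ seems unavoidable, and Section~\ref{sec:obstacle} explains why and how to get around it. The steps are combined in Section~\ref{sec:main}. Theorems~\ref{thm:fd} and~\ref{thm:lower} are proved in Sections~\ref{sec:fd} and~\ref{sec:lower}.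

\section{Rounding versus dilating a POVM}\label{sec:obstacle}

\subsection{Conventions}

Inner products are linear in the second variable. A \emph{tracial algebra} $(M,\tau)$ is a von Neumann algebra with a faithful normal tracial state. One has $\|xzy\|_2\le\|x\|\,\|z\|_2\,\|y\|$, and $\tau(xy)=\tau(x^{1/2}yx^{1/2})\ge0$ for $x,y\ge0$. An \emph{extension} of $(M,\tau)$ is a tracial algebra $\mathcal N$ containing $M$ as a unital von Neumann subalgebra, whose trace restricts to $\tau$ and is denoted by the same letter. There is then a unique map $E_M:\mathcal N\to M$ with $\tau(mE_M(z))=\tau(mz)$ for all $m\in M$, the \emph{conditional expectation}. It is unital, positive, satisfies $E_M(mzm')=mE_M(z)m'$, and is the restriction of the orthogonal projection $L^2(\mathcal N,\tau)\to L^2(M,\tau)$.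

In a projection game, the \emph{label} $\ell_{xy}(a)\in\mathsf B\cup\{\perp\}$ is the unique $b$ with $V(a,b|x,y)=1$, or $\perp$ if there is none. The players win on $(x,y)$ exactly when $\ell_{xy}(a)=b$. For a POVM $(C^x_a)_{a\in\mathsf A_x}$ we write
\[
C^{xy}_b=\sum_{a:\ \ell_{xy}(a)=b}C^x_a\quad(b\in\mathsf B),\qquad\text{so that}\qquad\sum_{b\in\mathsf B}C^{xy}_b\le1 .
\]
The proofs use the projection property only through the labels: the inequality just stated, and the fact that the winning probability on $(x,y)$ is a sum over $b$ that pairs $C^{xy}_b$ with Bob's operator for $b$.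

\subsection{Answering twice}

Suppose that the first step is done, so that we have POVMs $(C^x_a)_a$, $(D^y_b)_b$ in a tracial algebra. The numbers $\tau(C^x_aD^y_b)$ form a correlation, whose loss on $(x,y)$ is
\[
t_{xy}=1-\sum_{b\in\mathsf B}\tau(C^{xy}_bD^y_b)\in[0,1].
\]

\begin{lemma}\label{lem:twice}
Both $\sum_{b\in\mathsf B}\tau\bigl((C^{xy}_b)^2\bigr)$ and $\sum_{b\in\mathsf B}\tau\bigl((D^y_b)^2\bigr)$ lie in $[1-2t_{xy},1]$.
\end{lemma}

\begin{proof}
A positive contraction satisfies $z^2\le z$, so both sums are at most $1$. By the Cauchy--Schwarz inequality their product is at least $(1-t_{xy})^2$. Hence each is at least $(1-t_{xy})^2\ge1-2t_{xy}$.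
\end{proof}

The lemma has a probabilistic reading. For a POVM $(C_a)$ the numbers $\tau(C_aC_{a'})$ form a symmetric probability distribution on pairs $(a,a')$, which we think of as the POVM answering twice; a PVM always gives $a=a'$. The lemma says that for each fixed $y$ Alice's two answers have the same label $\ell_{xy}\in\mathsf B$ except with probability $2t_{xy}$. To find a PVM \emph{close to} $(C^x_a)_a$ one needs the two answers themselves to agree. In a constraint-variable game they agree if their labels agree for all variables $v$ of the context, and the union bound gives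
\[
1-\sum_a\tau\bigl((C^c_a)^2\bigr)\le2\sum_vt_{cv},
\]
which is the context size times twice the average loss. This is the reason to expect $L\varepsilon$ in place of $\varepsilon$, and for this route the factor is real.

\begin{example}\label{ex:onehot}
Take $\Sigma=\{0,1\}$ and a single constraint on $L$ variables, satisfied by the $L$ assignments with exactly one $1$. Let Bob always answer $0$ and let Alice answer a uniformly random satisfying assignment, so $M=\mathbb C$ and $C_a=1/L$. The loss is $1/L$. For every PVM $(Q_a)$ on these $L$ outcomes in any extension,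
\[
\sum_a\|Q_a-C_a\|_2^2=\sum_a\bigl(\tau(Q_a)-\tfrac2L\tau(Q_a)+\tfrac1{L^2}\bigr)=1-\tfrac1L .
\]
So Alice's POVM is far from every PVM. Yet the correlation is tracial: take the minimal projections $Q_a$ of $\mathbb C^L$ with the uniform trace. They satisfy $E_M(Q_a)=C_a$.
\end{example}

The example suggests a different goal. Bob's operators lie in $M$, so they see $Q_a$ only through $E_M(Q_a)$. What we want is a \emph{tracial dilation}: a PVM $(Q_a)$ in an extension with $E_M(Q_a)=C_a$. Naimark's dilation is not of this kind. It writes $C_a\otimes e_{00}=v^*(1\otimes e_{aa})v$ with $v=\sum_aC_a^{1/2}\otimes e_{a0}$ a partial isometry in a matrix algebra over $M$, and so places $M$ as a corner and not as a unital subalgebra. In fact exact tracial dilations need not exist.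

\begin{example}\label{ex:trine}
Let $p_1,p_2,p_3\in M=M_2(\mathbb C)$ be the projections onto three real lines at angles $0,\pi/3,2\pi/3$, and $C_a=\frac23p_a$, a POVM. Suppose that $(Q_a)$ is a PVM in an extension $\mathcal N$ with $E_M(Q_a)=C_a$. Write $\mathcal N=M_2(\mathbb C)\otimes\mathcal N_0$, so that $E_M=\mathrm{id}\otimes\tau$. From $\tau((1-p_a)Q_a(1-p_a))=\tau((1-p_a)C_a)=0$ we get $Q_a\le p_a$, so $Q_a=p_a\otimes q_a$ with $q_a\in\mathcal N_0$ a projection of trace $\frac23$. Since $p_1p_2\ne0$, the relation $Q_1Q_2=0$ forces $q_1q_2=0$, which is impossible because $\tau(q_1)+\tau(q_2)>1$.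
\end{example}

A dilation therefore has to distort the POVM. Proposition~\ref{prop:dilation} shows that the distortion can be taken of one particular form: the outcome is moved by a random number of steps of the Markov chain $a\mapsto a'$ defined by answering twice. Such a step may change Alice's answer almost surely, as in Example~\ref{ex:onehot}. But by Lemma~\ref{lem:twice} it rarely changes the label $\ell_{xy}$ for the one $y$ that Bob was asked, and the referee tests nothing else.

\section{From a state to a trace}\label{sec:trace}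

\begin{proposition}\label{prop:trace}
Given a commuting-operator strategy for a projection game, with loss $\varepsilon_{xy}$ on the question pair $(x,y)$, there are a tracial algebra $(M,\tau)$ and POVMs $(C^x_a)_a$, $(D^y_b)_b$ in $M$ with
\[
t_{xy}=1-\sum_{b\in\mathsf B}\tau(C^{xy}_bD^y_b)\le\varepsilon_{xy}+2\sqrt{\varepsilon_{xy}}\qquad\text{for all }x,y.
\]
If the strategy is quantum, $M$ can be taken finite-dimensional.
\end{proposition}

We first move Bob's operators into Alice's algebra, then build the trace, then compare.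

\subsection{Standard form}

Recall the Tomita--Takesaki theorem. Let $N\subset B(H)$ be a von Neumann algebra and $\psi$ a unit vector that is cyclic for $N$ and for $N'$ (cyclic and separating for $N$). The antilinear map $a\psi\mapsto a^*\psi$ is closable. Its closure has polar decomposition $J\Delta^{1/2}$, where $J$ is an antiunitary involution, $\Delta$ is positive, self-adjoint and injective, $N\psi$ lies in the domain of $\Delta^{1/2}$, and
\[
J\psi=\Delta\psi=\psi,\qquad J\Delta J=\Delta^{-1},\qquad JNJ=N',\qquad\Delta^{it}N\Delta^{-it}=N\quad(t\in\mathbb R).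
\]
For self-adjoint $a\in N$, the identity $J\Delta^{1/2}a\psi=a\psi$ gives $\Delta^{1/2}a\psi=Ja\psi$.

\begin{lemma}\label{lem:standard}
Every commuting-operator correlation has the form
\begin{equation}\label{eq:standard}
p(a,b|x,y)=\langle A^x_a\psi,\Delta^{1/2}\tilde B^y_b\psi\rangle
\end{equation}
with POVMs $(A^x_a)_a$, $(\tilde B^y_b)_b$ in a von Neumann algebra $N$ with cyclic and separating unit vector $\psi$. For a quantum correlation $N$ can be taken finite-dimensional.
\end{lemma}

\begin{proof}
Let $N_0$ be generated by the $A^x_a$, so $B^y_b\in N_0'$, and let $e'\in N_0'$ be the projection onto $\overline{N_0\psi}$. Replace $A$ by $Ae'$ and $B$ by $e'Be'$ on $e'H$. These are commuting POVMs, and the correlation is unchanged because $e'\psi=\psi$ and $e'$ commutes with $A$. Now $\psi$ is cyclic for $N_1=N_0e'$. Let $e_1\in N_1$ be the projection onto $\overline{N_1'\psi}$ and replace $A$ by $e_1Ae_1$ and $B$ by $Be_1$ on the range of $e_1$; again the correlation is unchanged. The vector $\psi$ is cyclic for $N=e_1N_1e_1$, since $N\psi=e_1N_1\psi$,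 and for $N'=N_1'e_1$ by the choice of $e_1$. So we may assume $A^x_a\in N$, $B^y_b\in N'$. The operators $\tilde B^y_b=JB^y_bJ$ form POVMs in $N$, and
\[
\langle\psi,A^x_aB^y_b\psi\rangle=\langle A^x_a\psi,J\tilde B^y_bJ\psi\rangle=\langle A^x_a\psi,J\tilde B^y_b\psi\rangle=\langle A^x_a\psi,\Delta^{1/2}\tilde B^y_b\psi\rangle .\qedhere
\]
\end{proof}

If $\langle\psi,\cdot\,\psi\rangle$ is a trace on $N$, then $\Delta=1$ and there is nothing more to do. In general the function $\Delta^{1/2}$ has to be replaced by a nearby function of $\Delta$ that does come from a trace.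

\subsection{The trace}

\begin{lemma}\label{lem:min}
Let $\psi$ be a cyclic and separating unit vector for $N$. There are a tracial algebra $(M,\tau)$ and a unital positive linear map $\kappa:N\to M$ with
\begin{equation}\label{eq:min}
\tau(\kappa(a)\kappa(b))=\langle a\psi,\min(1,\Delta)\,b\psi\rangle\qquad\text{for self-adjoint }a,b\in N.
\end{equation}
If $N$ is finite-dimensional, $M$ can be taken finite-dimensional.
\end{lemma}

\begin{proof}[Proof for finite-dimensional $N$]
Let $\mathrm{Tr}$ be a faithful trace on $N$ and $\langle\psi,a\psi\rangle=\mathrm{Tr}(ha)$. The density $h\in N$ is positive and invertible because $\psi$ is separating. The map $a\psi\mapsto ah^{1/2}$ identifies $H$ with $N$ under the inner product $\mathrm{Tr}(w^*z)$. In this picture $Jz=z^*$ and $\Delta z=hzh^{-1}$, because $(h^{1/2}\,ah^{1/2}\,h^{-1/2})^*=a^*h^{1/2}$. Let $h=\sum_ss\,p_s$ be the spectral decomposition. Then $bh^{1/2}=\sum_{s,t}t^{1/2}p_sbp_t$ and $\Delta$ acts on $p_sbp_t$ as the scalar $s/t$, so for any function $g$ and self-adjoint $a,b$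
\begin{equation}\label{eq:kernel}
\langle a\psi,g(\Delta)b\psi\rangle=\sum_{s,t}t\,g(s/t)\,\mathrm{Tr}(p_tap_sb).
\end{equation}
The correlation \eqref{eq:standard} has kernel $\sqrt{st}$, and the right side of \eqref{eq:min} has kernel $\min(s,t)$. The minimum is an average of products of indicator functions, hence an average of traces on corners. Let $s_1>\dots>s_m$ be the eigenvalues of $h$, $s_{m+1}=0$, and $e_j=1_{[s_j,\infty)}(h)$. For eigenvalues $s,t$ we have $\min(s,t)=\sum_j(s_j-s_{j+1})1_{s\ge s_j}1_{t\ge s_j}$. Put
\[
M=\bigoplus_je_jNe_j,\qquad\tau\bigl((z_j)_j\bigr)=\sum_j(s_j-s_{j+1})\mathrm{Tr}(z_j),\qquad\kappa(a)=(e_jae_j)_j .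
\]
The trace $\tau$ is faithful, and it is a state because $\sum_j(s_j-s_{j+1})e_j=h$ and $\mathrm{Tr}(h)=1$. Finally
\[
\tau(\kappa(a)\kappa(b))=\sum_j(s_j-s_{j+1})\mathrm{Tr}(e_jae_jb)=\sum_{s,t}\min(s,t)\,\mathrm{Tr}(p_tap_sb),
\]
which is \eqref{eq:min} by \eqref{eq:kernel}.
\end{proof}

\begin{example}\label{ex:twolevel}
Let $N=M_2(\mathbb C)$, $h=\mathrm{diag}(s,t)$ with $s+t=1$, and let both players measure the projections $\frac12(1\pm\sigma_X)$, where $\sigma_X$ swaps the two basis vectors. By \eqref{eq:kernel}, they agree with probability $\frac12(1+2\sqrt{st})$ in the state and $\frac12(1+2\min(s,t))$ in the trace. The losses are $\varepsilon=\frac12(\sqrt s-\sqrt t)^2$ and $\frac12|s-t|=\frac12|\sqrt s-\sqrt t|(\sqrt s+\sqrt t)$, and the ratio of the latter to $\sqrt\varepsilon$ tends to $1$ as $s\to\frac12$. The original loss is quadratic in the variation of the amplitudes and the tracial loss is linear. This is the origin of $\sqrt\varepsilon$ in Proposition~\ref{prop:trace}, and the game in Section~\ref{sec:lower} is built on the same contrast.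
\end{example}

A general $N$ has no trace and no density $h$; only $\Delta$, which records the ratio $s/t$, survives. The substitution $\lambda=te^{-u}$ rewrites the average above in terms of the ratio,
\[
\min(s,t)=\int_0^\infty1_{s>\lambda}1_{t>\lambda}\,d\lambda=t\int_0^\infty e^{-u}\,1_{e^us/t>1}\,du ,
\]
and tells us what to do: adjoin a real variable $u$, let $e^u\Delta$ play the role of $h/\lambda$, cut at $1$, and give $u>0$ the weight $e^{-u}$.

\begin{proof}[Proof of Lemma~\ref{lem:min} in general]
On $L^2(\mathbb R;H)$ let $\hat h$ be the positive injective operator with $(g(\hat h)\xi)(u)=g(e^u\Delta)\xi(u)$ for bounded Borel $g$; in particular $(\hat h^{it}\xi)(u)=e^{itu}\Delta^{it}\xi(u)$. Let $N$ act pointwise and let $\hat N$ be the von Neumann algebra generated by $N$ and the $\hat h^{it}$, $t\in\mathbb R$. Put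
\[
e=1_{(1,\infty)}(\hat h)\in\hat N,\qquad\Omega(u)=e^{-u/2}1_{u>0}\,\psi,\qquad\tau=\langle\Omega,\cdot\,\Omega\rangle .
\]
The vector $\Omega$ has norm one. Since $\Delta\psi=\psi$, we have $(g(\hat h)\Omega)(u)=g(e^u)\Omega(u)$, and in particular $e\Omega=\Omega$.

\emph{The state $\tau$ is tracial on $e\hat Ne$.} Since $\hat h^{it}a\hat h^{-it}=\Delta^{it}a\Delta^{-it}\in N$ for $a\in N$, the span of the elements $a\hat h^{it}$ is a unital $*$-algebra, hence ultraweakly dense in $\hat N$. The form $(z,z')\mapsto\tau(ezez'e)$ is separately ultraweakly continuous, so it suffices to show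
\begin{equation}\label{eq:tracial}
\tau(ea\hat h^{it}e\,b\hat h^{is}e)=\tau(eb\hat h^{is}e\,a\hat h^{it}e)\qquad(a,b\in N,\ s,t\in\mathbb R).
\end{equation}
Let $F$ be the spectral measure of $\Delta$ and $\mu=\langle a^*\psi,F(\cdot)b\psi\rangle$, a finite complex measure on $(0,\infty)$. The left side of \eqref{eq:tracial} is
\[
\int_0^\infty e^{-u}e^{isu}\langle a^*\psi,(e^u\Delta)^{it}1_{e^u\Delta>1}\,b\psi\rangle\,du=\iint_{u>0,\ re^u>1}e^{-u}e^{isu}(re^u)^{it}\,du\,d\mu(r).
\]
The right side is the same expression with $(a,t)$ and $(b,s)$ exchanged, and we express it through $\mu$. For bounded Borel $g$ we have $g(\Delta)J=J\bar g(\Delta^{-1})$. Together with $b^*\psi=J\Delta^{1/2}b\psi$, $a\psi=J\Delta^{1/2}a^*\psi$ and $\langle J\xi,J\zeta\rangle=\langle\zeta,\xi\rangle$ this gives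
\[
\langle b^*\psi,g(\Delta)a\psi\rangle=\langle\bar g(\Delta^{-1})\Delta^{1/2}a^*\psi,\Delta^{1/2}b\psi\rangle=\int g(1/r)\,r\,d\mu(r),
\]
where $r\,d\mu(r)$ is the finite measure $\langle\Delta^{1/2}a^*\psi,F(\cdot)\Delta^{1/2}b\psi\rangle$. So the right side of \eqref{eq:tracial} is
\[
\iint_{u>0,\ e^u/r>1}e^{-u}e^{itu}(e^u/r)^{is}\,r\,du\,d\mu(r).
\]
All measures are finite, so Fubini's theorem applies. Substitute $u=w+\log r$ for fixed $r$. The conditions $e^u/r>1$ and $u>0$ become $w>0$ and $re^w>1$, and the integrand becomes $e^{-w}(re^w)^{it}e^{isw}$. This is the left side.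

\emph{The formula.} For self-adjoint $a,b\in N$, the left side of \eqref{eq:tracial} with $s=t=0$ is
\[
\tau(eae\cdot ebe)=\int\Bigl(\int_0^\infty e^{-u}1_{re^u>1}\,du\Bigr)d\mu(r)=\int\min(1,r)\,d\mu(r)=\langle a\psi,\min(1,\Delta)b\psi\rangle .
\]
The support $z$ of the normal trace $\tau$ on $e\hat Ne$ is a central projection of $e\hat Ne$ with $\tau(z\,\cdot)=\tau$. Take $M=z\,e\hat Ne$, on which $\tau$ is faithful, and $\kappa(a)=z\,eae$.
\end{proof}

\subsection{The comparison}

\begin{proof}[Proof of Proposition~\ref{prop:trace}]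
Apply Lemmas~\ref{lem:standard} and~\ref{lem:min} and put $C^x_a=\kappa(A^x_a)$, $D^y_b=\kappa(\tilde B^y_b)$. Fix $(x,y)$, write $\varepsilon=\varepsilon_{xy}$, and let $\alpha_b=A^{xy}_b\psi$, $\beta_b=\tilde B^y_b\psi$. By \eqref{eq:standard} and \eqref{eq:min},
\[
1-\varepsilon=\sum_b\langle\alpha_b,\Delta^{1/2}\beta_b\rangle,\qquad1-t_{xy}=\sum_b\langle\alpha_b,\min(1,\Delta)\beta_b\rangle .
\]
The identity $\sqrt r-\min(1,r)=\min(1,\sqrt r)\,|1-\sqrt r|$ holds for $r\le1$ and for $r\ge1$. Also $\sum_b\|\alpha_b\|^2\le\langle\psi,\sum_bA^{xy}_b\psi\rangle\le1$. Hence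
\[
t_{xy}-\varepsilon\le\sum_b\|\alpha_b\|\,\|(1-\Delta^{1/2})\beta_b\|\le\Bigl(\sum_b\|(1-\Delta^{1/2})\beta_b\|^2\Bigr)^{1/2},
\]
and it remains to show that the last sum is at most $4\varepsilon$.

The hypothesis says that $\alpha_b$ is close to $\Delta^{1/2}\beta_b$. Indeed, let $\xi_b=\alpha_b-\Delta^{1/2}\beta_b$. Since $\|\Delta^{1/2}\beta_b\|=\|J\beta_b\|=\|\beta_b\|$ and $\sum_b\|\beta_b\|^2\le1$, we get $\sum_b\|\xi_b\|^2\le1+1-2(1-\varepsilon)=2\varepsilon$. To compare $\beta_b$ with $\Delta^{1/2}\beta_b$ we need a second relation, and $J$ provides it: $J\xi_b=\Delta^{1/2}\alpha_b-\beta_b$. Adding the two, $(1+\Delta^{1/2})(\alpha_b-\beta_b)=\xi_b+J\xi_b$. With $R=(1+\Delta^{1/2})^{-1}$, a positive contraction,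
\[
(1-\Delta^{1/2})\beta_b=\xi_b-(\alpha_b-\beta_b)=(1-R)\xi_b-RJ\xi_b .
\]
The operator $(\zeta,\zeta')\mapsto(1-R)\zeta-R\zeta'$ from $H\oplus H$ to $H$ has norm $\|(1-R)^2+R^2\|^{1/2}\le1$. So $\|(1-\Delta^{1/2})\beta_b\|^2\le\|\xi_b\|^2+\|J\xi_b\|^2=2\|\xi_b\|^2$, and the sum over $b$ is at most $4\varepsilon$.
\end{proof}

\section{Dilation up to a random walk}\label{sec:dilation}

\subsection{Free products and circular elements}

Unital subalgebras $\mathcal A_i$ of a tracial algebra are \emph{free} if $\tau(z_1\cdots z_n)=0$ whenever $n\ge1$, $z_j\in\mathcal A_{i_j}$, $\tau(z_j)=0$ and $i_j\ne i_{j+1}$ for all $j$. Such a product is a \emph{reduced word} of \emph{type} $(i_1,\dots,i_n)$; the unit has the empty type. For tracial algebras $\mathcal A_i$ there is a tracial algebra $*_i\mathcal A_i$, unique up to trace-preserving isomorphism, that is generated by free trace-preserving copies of the $\mathcal A_i$. The unit and the reduced words span the $*$-algebra generated by the $\mathcal A_i$, which is dense in $L^2$. Words of different types are orthogonal: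 in $\tau(z_n^*\cdots z_1^*z'_1\cdots z'_m)$, either the middle letters come from different algebras and the whole word is reduced, or one splits $z_1^*z_1'$ into a trace-zero part, which gives a reduced word, and a scalar, which gives a shorter pair of words of different types.

\begin{lemma}\label{lem:indep}
Let $\mathcal N=M*\mathcal B_1*\dots*\mathcal B_k$ and let $\mathcal N_i\cong M*\mathcal B_i$ be generated by $M$ and $\mathcal B_i$. For $i\ne j$, $z\in\mathcal N_i$ and $z'\in\mathcal N_j$ one has $\tau(zz')=\tau(E_M(z)E_M(z'))$.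
\end{lemma}

\begin{proof}
The space $L^2(\mathcal N_i)$ is the orthogonal sum of $L^2(M)$ and the closed span $K_i$ of the reduced words in $M,\mathcal B_i$ with at least one letter from $\mathcal B_i$. So $z^*-E_M(z^*)\in K_i$. Words spanning $L^2(\mathcal N_j)$ have no letter from $\mathcal B_i$, so $K_i\perp L^2(\mathcal N_j)$. Hence $\tau(zz')=\tau(E_M(z)z')=\tau(E_M(z)E_M(z'))$.
\end{proof}

A self-adjoint element is \emph{standard semicircular} if its law is $d\sigma(s)=\frac1{2\pi}\sqrt{4-s^2}\,ds$ on $[-2,2]$. It generates a copy of $L^\infty([-2,2],\sigma)$, and $n$ free such elements generate the free group factor $L(\mathbb F_n)$. Let $(s_i)$ be free standard semicircular elements, free from an algebra $\mathcal D$. Their joint moments with elements $d_j\in\mathcal D$ are given by \cite[Theorem~14.4]{NS} with semicircular cumulants: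
\[
\tau(s_{i_1}d_1\cdots s_{i_n}d_n)=\sum_{\varpi\in NC_2(n)}\ \prod_{(k,l)\in\varpi}\delta_{i_ki_l}\ \tau_{K(\varpi)}[d_1,\dots,d_n].
\]
Here $\varpi$ runs over non-crossing pairings of $n$ points on a circle. Its chords cut the disc into regions, $d_j$ sits on the arc from $j$ to $j+1$, and $\tau_{K(\varpi)}[d_1,\dots,d_n]$ is the product over the regions of the trace of the ordered product of the $d_j$ bordering the region. Group the pairings by the partner $j$ of the point $1$. The chord $(1,j)$ cuts the disc into two parts, which carry arbitrary non-crossing pairings of the letters of $d_1s_{i_2}\cdots d_{j-1}$ and of $d_js_{i_{j+1}}\cdots d_n$. Summing over them gives the traces of these two words. Thus, for every word $Y$ in $\mathcal D$ and the $s_i$,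
\begin{equation}\label{eq:sd}
\tau(s_iY)=\sum_{Y=Y's_iY''}\tau(Y')\,\tau(Y''),
\end{equation}
the sum being over the occurrences of $s_i$ in $Y$. (Equivalently, the conjugate variable of $s_i$ relative to a free algebra is $s_i$, see \cite{Voi}.) For $Y=s_i^{n-1}$ this is the recursion $m_n=\sum_{j=0}^{n-2}m_jm_{n-2-j}$, $m_0=1$, $m_1=0$, for the moments of $\sigma$.

A \emph{circular} element is $c=(s+is')/\sqrt2$ with $s,s'$ free standard semicircular. Let $(c_a)$ be circular elements built from a free family $(s_a,s'_a)_a$ that is free from $\mathcal D$. For words $Y$ in $\mathcal D$ and the $c_a,c_a^*$,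
\begin{equation}\label{eq:circ}
\tau(c_aY)=\sum_{Y=Y'c_a^*Y''}\tau(Y')\tau(Y''),\qquad\tau(c_a^*Y)=\sum_{Y=Y'c_aY''}\tau(Y')\tau(Y'').
\end{equation}
Indeed, expand $\tau(c_aY)=2^{-1/2}(\tau(s_aY)+i\tau(s'_aY))$ by \eqref{eq:sd}. An occurrence of $c_a$ in $Y$ receives the coefficient $\frac12(1+i\cdot i)=0$ and an occurrence of $c_a^*$ receives $\frac12(1+i\cdot(-i))=1$. The second formula follows by replacing $s'_a$ with $-s'_a$.

\subsection{The dilation}

For odd $n$ and $k\ge0$ let
\begin{equation}\label{eq:gamma}
\gamma_n=\frac2\pi(-1)^{(n-1)/2}\Bigl(\frac1n+\frac1{n+2}\Bigr),\qquad w_k=\gamma_{2k+1}^2,\qquad\gamma_n^2=\frac{16}{\pi^2}\frac{(n+1)^2}{n^2(n+2)^2}<\frac{16}{\pi^2n^2}.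
\end{equation}

\begin{proposition}\label{prop:dilation}
Let $(C_a)_{a\in S}$ be a POVM in a tracial algebra $(M,\tau)$ with all $C_a\ne0$. Put $t_a=\tau(C_a)>0$ and $T_{a'a}=\tau(C_{a'}C_a)/t_{a'}$, a stochastic matrix. Let $P=\mathbb C^S$ with minimal projections $q_a$ and trace $\tau(q_a)=t_a$, and let $\mathcal N=M*P*L(\mathbb F_{2|S|})$. There is a PVM $(Q_a)_{a\in S}$ in $\mathcal N$ with
\begin{equation}\label{eq:dilation}
E_M(Q_a)=\sum_{k\ge0}w_k\sum_{a'\in S}(T^k)_{a'a}\,C_{a'},\qquad\text{and}\qquad\sum_{k\ge0}w_k=1 .
\end{equation}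
\end{proposition}

In words, seen from $M$ the PVM behaves as follows: measure $(C_{a'})$, draw $k$ from the universal distribution $w$, and report the position after $k$ steps of the chain $T$ started at $a'$. The chain is reversible with respect to $(t_a)$, since $t_{a'}T_{a'a}=\tau(C_{a'}C_a)$ is symmetric. No step is taken with probability $w_0=64/(9\pi^2)>0.72$.

\begin{example}\label{ex:dilation}
If $(C_a)$ is a PVM, then $T=1$ and $E_M(Q_a)=C_a$, which forces $Q_a=C_a$ because $\|Q_a-C_a\|_2^2=t_a-2\tau(C_a^2)+t_a=0$. If all $C_a=t_a$ are scalars, as in Example~\ref{ex:onehot}, the stationarity of $(t_a)$ gives $E_M(Q_a)=t_a$, again an exact dilation. For the POVM of Example~\ref{ex:trine}, $t_a=\frac13$, $\tau(C_a^2)=\frac29$ and $\tau(C_{a'}C_a)=\frac1{18}$ for $a'\ne a$. So $T=\frac12(1+\Pi)$ with $\Pi$ the matrix with all entries $\frac13$, and $T^k=2^{-k}+(1-2^{-k})\Pi$. Thus $E_M(Q_a)=\theta C_a+(1-\theta)\frac13$ with $\theta=\sum_k2^{-k}w_k$: the POVM mixed with noise.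
\end{example}

The construction is as follows. The traces of the $Q_a$ must be $t_a$, so we look for $Q_a=Wq_aW^*$ with a unitary $W$. A first attempt is
\[
x=\sum_{a\in S}t_a^{-1/2}\,C_a^{1/2}c_a\,q_a\in\mathcal N,
\]
where $(c_a)_{a\in S}$ is the free circular family generating $L(\mathbb F_{2|S|})$. We shall see that $E_M(xq_ax^*)=C_a$ exactly. The element $x$ is not unitary; it is unitary only on average, $E_M(xx^*)=1=E_P(x^*x)$. We let $W$ be its polar part and compute what this replacement costs. To do so it is convenient to pass to the self-adjoint matrix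
\[
X=\begin{pmatrix}0&x\\x^*&0\end{pmatrix}\in M_2(\mathcal N),
\]
whose sign contains $W$. Give $M_2(\mathcal N)$ the trace $\tau_2(z)=\frac12(\tau(z_{11})+\tau(z_{22}))$, let $\mathfrak B=M\oplus P$ be embedded diagonally, and let $E(z)=(E_M(z_{11}),E_P(z_{22}))$ be the conditional expectation onto $\mathfrak B$, where $E_P(z)=\sum_at_a^{-1}\tau(q_az)q_a$. Define
\[
\Phi:P\to M,\quad\Phi(q_a)=C_a,\qquad\Phi^*:M\to P,\quad\Phi^*(m)=\sum_at_a^{-1}\tau(C_am)\,q_a ,
\]
and $\eta:\mathfrak B\to\mathfrak B$, $\eta(m,b)=(\Phi(b),\Phi^*(m))$. Both maps are positive and unital, the first because $\sum_aC_a=1$ and the second by the choice of the trace on $P$. So $\eta$ is positive and $\eta(1)=1$. The chain $T$ is $\Phi^*\Phi$: we have $\Phi^*\Phi(q_a)=\sum_{a'}T_{a'a}q_{a'}$, hence $(\Phi^*\Phi)^k(q_a)=\sum_{a'}(T^k)_{a'a}q_{a'}$.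

\subsection{The moments of $X$ over $\mathfrak B$}

The next lemma is the $\mathfrak B$-valued form of \eqref{eq:sd}, with covariance $\eta$.

\begin{lemma}\label{lem:opsd}
Let $Y=k_0Xk_1X\cdots Xk_r$ with $k_i\in\mathfrak B$, and for $1\le j\le r$ write $Y=Y'_jXY''_j$ with $Y'_j=k_0X\cdots Xk_{j-1}$ and $Y''_j=k_jX\cdots Xk_r$. Then
\[
E(XY)=\sum_{j=1}^r\eta\bigl(E(Y'_j)\bigr)\,E(Y''_j).
\]
\end{lemma}

\begin{proof}
A word with an odd number of letters $X$ is off-diagonal and has $E=0$. If $r$ is even, $XY$ is such a word and so is one of $Y'_j,Y''_j$ for each $j$; both sides vanish. Let $r$ be odd. Then only odd $j$ contribute on the right, and for these $Y'_j,Y''_j$ are diagonal. Write $k_i=(m_i,b_i)$.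

The $(1,1)$ entry of $XY$ is $xY_{21}$ with $Y_{21}=b_0x^*m_1xb_2x^*\cdots x^*m_r$. The letters $c_a^*$ occur only in the factors $x^*=\sum_at_a^{-1/2}q_ac_a^*C_a^{1/2}$, which sit at the odd positions $j$, where $Y_{21}=(Y'_j)_{22}\,x^*\,(Y''_j)_{11}$. For $m\in M$, traciality and the first formula in \eqref{eq:circ} give
\begin{align*}
\tau(m\,xY_{21})&=\sum_at_a^{-1/2}\,\tau\bigl(c_a\cdot q_aY_{21}mC_a^{1/2}\bigr)\\
&=\sum_{j\text{ odd}}\sum_at_a^{-1}\,\tau\bigl(q_a(Y'_j)_{22}\,q_a\bigr)\,\tau\bigl(C_a^{1/2}(Y''_j)_{11}mC_a^{1/2}\bigr)\\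
&=\sum_{j\text{ odd}}\tau\bigl(m\,\Phi(E_P((Y'_j)_{22}))\,E_M((Y''_j)_{11})\bigr),
\end{align*}
since $\Phi(E_P(z))=\sum_at_a^{-1}\tau(q_az)C_a$. As $m$ is arbitrary, this is the $M$-component of the claim.

The $(2,2)$ entry is $x^*Y_{12}$, where $Y_{12}=(Y'_j)_{11}\,x\,(Y''_j)_{22}$ for odd $j$ and these are all the factors $x$. For $b\in P$, which commutes with $q_a$, the second formula in \eqref{eq:circ} gives
\begin{align*}
\tau(b\,x^*Y_{12})&=\sum_at_a^{-1/2}\,\tau\bigl(c_a^*\cdot C_a^{1/2}Y_{12}\,bq_a\bigr)=\sum_{j\text{ odd}}\sum_at_a^{-1}\,\tau\bigl(C_a(Y'_j)_{11}\bigr)\,\tau\bigl(bq_a(Y''_j)_{22}\bigr)\\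
&=\sum_{j\text{ odd}}\tau\bigl(b\,\Phi^*(E_M((Y'_j)_{11}))\,E_P((Y''_j)_{22})\bigr).\qedhere
\end{align*}
\end{proof}

The case $Y=kX$ reads $E(XkX)=\eta(k)$. For $k=(0,q_a)$ it is the identity $E_M(xq_ax^*)=C_a$ announced above, and for $k=1$ it says that $x$ is unitary on average.

Taking $Y=X^{n-1}$ and using $\eta(1)=1$, induction on $n$ shows that $E(X^n)$ is a scalar that obeys the recursion for the moments of $\sigma$. Hence, whatever the POVM,
\begin{equation}\label{eq:law}
X\text{ has law }\sigma\text{ with respect to }\tau_2,\quad\text{and}\quad E(g(X))=\int g\,d\sigma\ \text{ for polynomials }g.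
\end{equation}

We must compute $E(g(X)\,k\,g(X))$ for $g=\operatorname{sgn}$. The orthogonal polynomials of $\sigma$ diagonalize this problem. Let $U_{-1}=0$, $U_0=1$, $U_{n+1}(s)=sU_n(s)-U_{n-1}(s)$. With $s=2\cos\phi$ one has $U_n(s)=\sin((n+1)\phi)/\sin\phi$ and $d\sigma=\frac2\pi\sin^2\phi\,d\phi$ on $[0,\pi]$. So the $U_n$ are orthonormal in $L^2(\sigma)$, and they are complete because polynomials are dense.

\begin{lemma}\label{lem:cheb}
For $k\in\mathfrak B$ and $n,m\ge0$ we have $E\bigl(U_n(X)\,k\,U_m(X)\bigr)=\delta_{nm}\,\eta^n(k)$.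
\end{lemma}

\begin{proof}
Splitting $X^n$ at its letters gives $\sum_jX^j\otimes X^{n-1-j}$, which corresponds to the difference quotient $(s^n-t^n)/(s-t)$. For the $U_n$, the generating function $\sum_nU_n(s)z^n=(1-sz+z^2)^{-1}$ yields
\[
\sum_n\frac{U_n(s)-U_n(t)}{s-t}z^n=\frac z{(1-sz+z^2)(1-tz+z^2)},\qquad\frac{U_n(s)-U_n(t)}{s-t}=\sum_{j=0}^{n-1}U_j(s)U_{n-1-j}(t).
\]
We suppress the argument $X$. By \eqref{eq:law}, $E(U_j)=\delta_{j0}$. Lemma~\ref{lem:opsd}, extended by linearity to $Y=U_nkU_m$, gives
\begin{align*}
E(XU_nkU_m)&=\sum_{j<n}\eta(E(U_j))\,E(U_{n-1-j}kU_m)+\sum_{j<m}\eta(E(U_nkU_j))\,E(U_{m-1-j})\\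
&=E(U_{n-1}kU_m)+\eta\bigl(E(U_nkU_{m-1})\bigr).
\end{align*}
Since $XU_n-U_{n-1}=U_{n+1}$, this is $E(U_{n+1}kU_m)=\eta(E(U_nkU_{m-1}))$, which is zero for $m=0$. Together with $E(U_0kU_m)=kE(U_m)=\delta_{0m}k$, induction on $n$ proves the lemma.
\end{proof}

\subsection{The polar part}

\begin{proof}[Proof of Proposition~\ref{prop:dilation}]
The projection onto $\ker X$ has trace $\sigma(\{0\})=0$, so it vanishes, and $\Gamma=\operatorname{sgn}(X)$ is a self-adjoint unitary. Conjugation by $\mathrm{diag}(1,-1)$ sends $X$ to $-X$, hence $\Gamma$ to $-\Gamma$. So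
\[
\Gamma=\begin{pmatrix}0&W\\W^*&0\end{pmatrix},
\]
and $\Gamma^2=1$ says that $W\in\mathcal N$ is unitary. Put $Q_a=Wq_aW^*$, a PVM.

Expand $\operatorname{sgn}=\sum_n\gamma_nU_n$ in $L^2(\sigma)$. For even $n$ the coefficient $\gamma_n$ vanishes by parity, and for odd $n$
\[
\gamma_n=\frac4\pi\int_0^{\pi/2}\sin((n+1)\phi)\sin\phi\,d\phi=\frac2\pi\Bigl[\frac{\sin(n\pi/2)}n-\frac{\sin((n+2)\pi/2)}{n+2}\Bigr],
\]
in agreement with \eqref{eq:gamma}. Parseval's identity gives $\sum_kw_k=\int\operatorname{sgn}^2d\sigma=1$. The partial sums $\Gamma_j=\sum_{n\le j}\gamma_nU_n(X)$ converge to $\Gamma$ in $\|\cdot\|_2$ by \eqref{eq:law}. For $k,k'\in\mathfrak B$ the bound $|\tau_2(k'zkz')|\le\|k'\|\,\|k\|\,\|z\|_2\|z'\|_2$ and Lemma~\ref{lem:cheb} give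
\[
\tau_2(k'\,\Gamma k\Gamma)=\lim_j\tau_2(k'\,\Gamma_jk\Gamma_j)=\lim_j\tau_2\Bigl(k'\sum_{n\le j}\gamma_n^2\eta^n(k)\Bigr).
\]
Hence $E(\Gamma k\Gamma)=\sum_n\gamma_n^2\eta^n(k)$; the series converges in norm for $0\le k\le1$, since then $0\le\eta^n(k)\le1$. For $k=(0,q_a)$ we have $\Gamma k\Gamma=\mathrm{diag}(Q_a,0)$ and $\eta^{2j+1}(k)=(\Phi(\Phi^*\Phi)^j(q_a),0)$. The $M$-component is \eqref{eq:dilation}.
\end{proof}

\section{Proof of Theorem~\ref{thm:main}}\label{sec:main}

\subsection*{The tracial correlation}
Take $M$, $C^x$, $D^y$ from Proposition~\ref{prop:trace}. For each of the finitely many POVMs $C^x$ and $D^y$, indexed by $i\in\mathsf X\sqcup\mathsf Y$, let $S_i$ be the set of outcomes with non-zero operator, let $\mathcal B_i=\mathbb C^{S_i}*L(\mathbb F_{2|S_i|})$ with the trace of Proposition~\ref{prop:dilation}, and put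
\begin{equation}\label{eq:bigN}
\mathcal N=M*\bigl(*_i\,\mathcal B_i\bigr).
\end{equation}
Proposition~\ref{prop:dilation} gives PVMs $Q^x$ and $R^y$ in the subalgebras $M*\mathcal B_x$ and $M*\mathcal B_y$, with chains $T_x$ and $T_y$; outcomes outside $S_i$ get the zero projection. By Lemma~\ref{lem:indep} the tracial correlation $\tilde p(a,b|x,y)=\tau(Q^x_aR^y_b)$ equals
\[
\tilde p(a,b|x,y)=\sum_{k,k'\ge0}w_kw_{k'}\sum_{a',b'}\tau(C^x_{a'}D^y_{b'})\,(T_x^k)_{a'a}\,(T_y^{k'})_{b'b}.
\]
So $\tilde p(\cdot,\cdot|x,y)$ is the law of the pair $(a_k,b_{k'})$ in the following experiment. Draw $k,k'$ independently from $w$; draw $(a_0,b_0)$ with probability $\tau(C^x_{a_0}D^y_{b_0})$; run the chain $T_x$ from $a_0$ and, independently, the chain $T_y$ from $b_0$.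

\subsection*{The loss on one pair of questions}
Fix $(x,y)$ and write $t=t_{xy}$, $\ell=\ell_{xy}$. The players win if $\ell(a_0)=b_0$, $\ell(a_i)=\ell(a_{i-1})$ for $1\le i\le k$, and $b_j=b_{j-1}$ for $1\le j\le k'$. The first condition fails with probability $t$. The law of $a_0$ is $\tau(C^x_a)$, which is stationary for $T_x$, so every pair $(a_{i-1},a_i)$ has law $\tau(C^x_{a'}C^x_a)$. The same holds for Bob. By Lemma~\ref{lem:twice},
\[
\Pr[\ell(a_i)\ne\ell(a_{i-1})]\le1-\sum_{b\in\mathsf B}\tau\bigl((C^{xy}_b)^2\bigr)\le2t,\qquad\Pr[b_j\ne b_{j-1}]=1-\sum_{b\in\mathsf B}\tau\bigl((D^y_b)^2\bigr)\le2t .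
\]
Given $k,k'$, the loss is therefore at most $\min(1,(1+2k+2k')t)$. The union bound here runs over the steps of the walk, whose number has a law independent of the game, and not over Bob's possible questions. The loss on $(x,y)$ is at most $G(t_{xy})$, where for $t\ge 0$
\[
G(t)=\sum_{k,k'}w_kw_{k'}\min\bigl(1,(1+2k+2k')t\bigr)\le2g(t),\qquad g(t)=\sum_{n\text{ odd}}\gamma_n^2\min(1,nt).
\]
The inequality follows from $1+2k+2k'\le(2k+1)+(2k'+1)$ and $\min(1,u+v)\le\min(1,u)+\min(1,v)$.

\subsection*{The size of $g$}
Let $0<t\le1$. For odd $n\ge3$ we have $\frac1n\le\frac12\int_{n-2}^n\frac{ds}s$, so $\sum_{n\text{ odd},\,n\le1/t}\frac1n\le1+\frac12\log\frac1t$. If $n_0$ is the least odd integer above $1/t$, then $\frac1{n^2}\le\frac12\int_{n-2}^n\frac{ds}{s^2}$ gives $\sum_{n\text{ odd},\,n>1/t}\frac1{n^2}\le\frac1{n_0^2}+\frac1{2n_0}\le t^2+\frac t2\le\frac32t$. With the strict bound in \eqref{eq:gamma},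
\begin{equation}\label{eq:g}
g(t)<\frac{16}{\pi^2}\Bigl(t\bigl(1+\tfrac12\log\tfrac1t\bigr)+\tfrac32t\Bigr)=\frac8{\pi^2}\,t\Bigl(5+\log\frac1t\Bigr).
\end{equation}

\subsection*{Averaging}
The distribution $\pi$ enters only now. Since $\sum\pi(x,y)\varepsilon_{xy}=\varepsilon$, Proposition~\ref{prop:trace} and the concavity of the square root give $\sum\pi(x,y)t_{xy}\le\varepsilon+2\sqrt\varepsilon\le3\sqrt\varepsilon$. The function $G$ is concave and nondecreasing, being an average of such functions. By Jensen's inequality the loss of $\tilde p$ is at most $G(3\sqrt\varepsilon)$. If $\varepsilon=0$ this is $0$. If $0<\varepsilon\le\frac19$, then $3\sqrt\varepsilon\le1$, and \eqref{eq:g} shows that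
\begin{equation}\label{eq:strict}
\text{loss of }\tilde p\ <\ \frac{48}{\pi^2}\sqrt\varepsilon\,\Bigl(5-\log3+\tfrac12\log\tfrac1\varepsilon\Bigr)\ \le\ \sqrt\varepsilon\,\Bigl(19+\tfrac52\log\tfrac1\varepsilon\Bigr),
\end{equation}
because $48/\pi^2<4.864$ and $5-\log3<3.902$. If $\varepsilon>\frac19$, then $19\sqrt\varepsilon>1$, so $f_0(\varepsilon)=1$ and there is nothing to prove. This proves Theorem~\ref{thm:main}, and $f_0$ answers the Question. \qed

\begin{remark}
The logarithm has a single source. The sign function is discontinuous, so its coefficients decay slowly: $\gamma_n^2\ge\frac{16}{\pi^2}\cdot\frac4{9n^2}$ by \eqref{eq:gamma}. The number of steps therefore has infinite mean, with logarithmic divergence, and the truncation at $n\approx1/t$ produces $t\log\frac1t$.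
\end{remark}

\section{Finite-dimensional strategies}\label{sec:fd}

For a quantum correlation, Proposition~\ref{prop:trace} gives a finite-dimensional $M$, but the algebra $\mathcal N$ in \eqref{eq:bigN} is infinite-dimensional. For $\varepsilon>0$ we approximate it by matrices and spend the strict inequality in \eqref{eq:strict}. For $\varepsilon=0$ there is no slack, and we round inside $M$.

Let $\omega$ be a free ultrafilter on $\mathbb N$, let $n_j\in\mathbb N$, and let $\mathrm{tr}$ be the normalized trace. The \emph{tracial ultraproduct} $\prod_\omega M_{n_j}(\mathbb C)$ is the quotient of the algebra of norm-bounded sequences $(z_j)$ by those with $\lim_\omega\|z_j\|_2=0$; it is a tracial algebra with trace $\lim_\omega\mathrm{tr}(z_j)$. A tracial algebra is \emph{Connes-embeddable} if it has a unital trace-preserving embedding into such an ultraproduct. A finite-dimensional tracial algebra is Connes-embeddable: represent it with multiplicities whose proportions converge to the weights of the trace. So is $L^\infty([-2,2],\sigma)$: take diagonal matrices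 whose eigenvalue distributions converge to $\sigma$. Free products of Connes-embeddable algebras are Connes-embeddable (Voiculescu; Brown--Dykema--Jung \cite{BDJ}).

\begin{lemma}\label{lem:lift}
Every PVM $(Q_1,\dots,Q_m)$ in $\prod_\omega M_{n_j}(\mathbb C)$ is represented by a sequence of PVMs in $M_{n_j}(\mathbb C)$.
\end{lemma}

\begin{proof}
Represent $z=\sum_aaQ_a$ by a bounded sequence of self-adjoint matrices $z_j$. With $\chi(s)=\prod_{a=1}^m(s-a)$ we have $\chi(z)=0$, so $\lim_\omega\|\chi(z_j)\|_2=0$. Let $\nu(s)$ be a point of $\{1,\dots,m\}$ nearest to $s\in\mathbb R$. All other points are at distance at least $\frac12$ from $s$, so $|s-\nu(s)|\le2^{m-1}|\chi(s)|$, and $(\nu(z_j))$ also represents $z$. If $\Lambda_a$ is the polynomial with $\Lambda_a(a')=\delta_{aa'}$ on $\{1,\dots,m\}$, then $Q_a=\Lambda_a(z)$ is represented by $\Lambda_a(\nu(z_j))$, and these are the spectral projections of $\nu(z_j)$.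
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:fd}]
\emph{Case $\varepsilon>0$.} If $f_0(\varepsilon)=1$ there is nothing to prove. Otherwise $\varepsilon\le\frac19$ and by \eqref{eq:strict} the loss of $\tilde p$ is strictly less than $f_0(\varepsilon)$. The algebra \eqref{eq:bigN} is a free product of finitely many finite-dimensional algebras and copies of $L^\infty([-2,2],\sigma)$, hence Connes-embeddable. Lifting the PVMs $Q^x,R^y$ by Lemma~\ref{lem:lift} gives finite-dimensional tracial correlations $p_j$ with $\lim_\omega p_j=\tilde p$ entrywise. The loss is a linear function of finitely many entries, so some $p_j$ has loss at most $f_0(\varepsilon)$.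

\emph{Case $\varepsilon=0$.} Call $y$ relevant for $x$ if $\pi(x,y)>0$. For such a pair $t_{xy}=0$, and Lemma~\ref{lem:twice} gives $\sum_b\tau((C^{xy}_b)^2)=\sum_b\tau((D^y_b)^2)=1$. Since $\tau$ is faithful, $z-z^2\ge0$ for each of these operators, and $\sum_bC^{xy}_b\le1$, both $(C^{xy}_b)_{b\in\mathsf B}$ and $(D^y_b)_{b\in\mathsf B}$ are PVMs. By \eqref{eq:distance}, $C^{xy}_b=D^y_b$.

Fix $x$. The family $(C^x_a)_a$ itself need not be projective, since several answers may share all their labels; we merge such answers. Let $C^x_a\ne0$ and let $y$ be relevant. Then $\ell_{xy}(a)\ne\perp$, because $\sum_{b\in\mathsf B}C^{xy}_b=1$, and $C^x_a\le C^{xy}_{\ell_{xy}(a)}$. A positive operator below a projection $p$ satisfies $C=pC=Cp$, so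
\[
C^{xy}_bC^x_a=C^x_aC^{xy}_b=\delta_{b,\ell_{xy}(a)}\,C^x_a .
\]
Thus the projections $C^{xy}_b$ commute with all $C^x_a$, hence with one another. For a tuple $\beta=(\beta_y)$ indexed by the relevant $y$, let $\Pi_\beta=\prod_yC^{xy}_{\beta_y}$. The $\Pi_\beta$ form a PVM, and $\Pi_\beta=\Pi_\beta\sum_aC^x_a$ is the sum of the $C^x_a$ over the $a$ whose tuple of labels is $\beta$. If $\Pi_\beta\ne0$, choose such an answer $a(\beta)$ and put $Q^x_{a(\beta)}=\Pi_\beta$; put $Q^x_a=0$ for all other $a$. Then $Q^{xy}_b=\sum_{\beta:\,\beta_y=b}\Pi_\beta=C^{xy}_b=D^y_b$, so the PVMs $Q^x$ and $D^y$ in $M$ win with probability $\sum_b\tau((D^y_b)^2)=1$ on every pair with $\pi(x,y)>0$. Questions of probability zero get arbitrary PVMs.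
\end{proof}

\section{The lower bound}\label{sec:lower}

The game describes a system with levels $1,\dots,d$ and two reflections: $u$ exchanges the levels $2j$ and $2j+1$, and $v$ exchanges $2j-1$ and $2j$. The levels $0$ and $d+1$ are forbidden. Conjugation preserves a trace, so in a tracial strategy neighboring levels have almost the same weight, and the end levels have almost none. The weights must sum to $1$, so their total variation along the chain is at least $2/d$, and a tracial strategy pays for it linearly. A non-tracial state pays only for the squared differences of the amplitudes, and a sine profile makes these $O(1/d^2)$. To force $u$ to exchange $2j$ and $2j+1$, the game asks that $u$ be measurable jointly with $\lfloor K/2\rfloor$, where $K$ is the level, and that it anticommute with the parity $(-1)^K$. A magic square enforces the anticommutation.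

\subsection{The game}

Let $d\ge2$ be even and $\Sigma=\{0,1,\dots,d\}$. Some variables are \emph{binary}: every constraint containing such a variable demands that its value lie in $\{0,1\}$, and we read $0,1$ as $+1,-1$. The variables are $K,K_1,K_2$, binary variables $r,u,v$, and seven further binary variables for each of two $3\times3$ squares. There are $15$ constraints, asked with equal probability.
\begin{itemize}
\item $c_0$ on $\{K,K_1,K_2,r\}$: $1\le K\le d$, $K_1=\lfloor K/2\rfloor$, $K_2=\lfloor(K+1)/2\rfloor$, $r=(-1)^K$.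
\item $c_1$ on $\{K_1,u\}$ and $c_2$ on $\{K_2,v\}$: only that $u$, respectively $v$, is binary.
\item The rows and columns of a square $(z_{ij})_{i,j\le3}$ with $z_{11}=u$, $z_{22}=r$: each row has product $1$, and the columns have products $1,1,-1$. The same six constraints for a second square with $z_{11}=v$, $z_{22}=r$.
\end{itemize}
All contexts have size at most $4$, so every pair (constraint, variable of its context) has probability at least $\frac1{60}$.

\subsection{A quantum strategy}

\begin{lemma}\label{lem:quantum}
There is a quantum strategy with loss less than $5/d^2$.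
\end{lemma}

\begin{proof}
Each player holds $\mathbb C^{d+2}\otimes\mathbb C^2$, the first factor having basis $|i\rangle$, $0\le i\le d+1$. Let $\theta=\pi/(d+1)$, $\sqrt{h_i}=\sqrt{2/(d+1)}\,\sin(i\theta)$, $h=\mathrm{diag}(h_i)$. Then $h_0=h_{d+1}=0$ and $\sum_ih_i=\frac1{d+1}\sum_{i=0}^d(1-\cos2i\theta)=1$. The shared state is $\psi=\sum_i\sqrt{h_i}\,|ii\rangle\otimes\frac1{\sqrt2}(|00\rangle+|11\rangle)$. With $\rho=h\otimes\frac12$ we have $\langle\psi,(A\otimes B)\psi\rangle=\mathrm{Tr}(\rho^{1/2}A\rho^{1/2}B^{\mathsf T})$.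

On $\mathbb C^{d+2}$ let $r=\mathrm{diag}((-1)^i)$, let $u$ swap the pairs $\{0,1\},\{2,3\},\dots,\{d,d+1\}$, and let $v$ swap the pairs $\{1,2\},\dots,\{d-1,d\}$ and $\{0,d+1\}$. Every pair contains an even and an odd level, so $u$ and $v$ anticommute with $r$. Let $K,K_1,K_2$ be measured in the basis $|i\rangle$: $K_1$ has value $\lfloor i/2\rfloor$; $K_2$ has value $\lfloor(i+1)/2\rfloor$ for $1\le i\le d$ and $0$ for $i\in\{0,d+1\}$; $K$ has value $i$ for $1\le i\le d$ and $0$ otherwise. The value of $K_1$ is constant on the pairs of $u$ and that of $K_2$ on the pairs of $v$, so $K_1$ commutes with $u$ and $K_2$ with $v$. With the Pauli matrices $\sigma_X,\sigma_Z$ the first square is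
\[
\begin{matrix}u\otimes1&1\otimes\sigma_X&u\otimes\sigma_X\\[2pt]1\otimes\sigma_Z&r\otimes1&r\otimes\sigma_Z\\[2pt]u\otimes\sigma_Z&r\otimes\sigma_X&ur\otimes\sigma_Z\sigma_X\end{matrix}
\]
and the second has $v$ in place of $u$. In each row and column the first two entries are commuting real symmetric reflections (in the third row and column two anticommutations cancel). The third entry is their product, except in the third column, where $(u\otimes\sigma_X)(r\otimes\sigma_Z)=ur\otimes\sigma_X\sigma_Z=-ur\otimes\sigma_Z\sigma_X$. So all entries are real symmetric reflections, commuting within rows and columns, with the required products.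

Alice measures jointly the commuting observables of her constraint, and Bob measures the observable of his variable; all operators are real symmetric, so the transpose is immaterial. Alice's answer is satisfying with probability $1$, since for $c_0$ the levels $0,d+1$ have probability zero. So the loss on a pair of questions is the probability that the two values of the variable differ. For a PVM $(P_b)$ commuting with $\rho$, such as $K,K_1,K_2$, the values agree with probability $\sum_b\mathrm{Tr}(\rho P_b)=1$. For a reflection $O$ they differ with probability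
\[
\tfrac12\bigl(1-\mathrm{Tr}(\rho^{1/2}O\rho^{1/2}O)\bigr)=\tfrac14\|[O,\rho^{1/2}]\|_{HS}^2 ,
\]
where $\|\cdot\|_{HS}$ is the Hilbert--Schmidt norm. This vanishes unless $O$ involves $u$ or $v$. If $O=uD\otimes\sigma$ with $D\in\{1,r\}$ and $\sigma$ unitary, then $[O,\rho^{1/2}]=[u,h^{1/2}]D\otimes\sigma/\sqrt2$, and the loss is
\[
\tfrac14\|[u,h^{1/2}]\|_{HS}^2=\tfrac12\sum_{\text{pairs }\{i,j\}}\bigl(\sqrt{h_i}-\sqrt{h_j}\bigr)^2\le\tfrac12\sum_{i=0}^d\bigl(\sqrt{h_{i+1}}-\sqrt{h_i}\bigr)^2=1-\sum_{i=0}^d\sqrt{h_ih_{i+1}} .
\]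
The same bound holds for $v$, because the pair $\{0,d+1\}$ contributes $0$. Finally $2\sin(i\theta)\sin((i+1)\theta)=\cos\theta-\cos((2i+1)\theta)$ and $\sum_{i=0}^d\cos((2i+1)\theta)=\sin(2(d+1)\theta)/(2\sin\theta)=0$. So the last sum is $\cos\theta$, and every pair of questions has loss at most $1-\cos\theta\le\pi^2/(2(d+1)^2)<5/d^2$.
\end{proof}

\subsection{Tracial strategies}

\begin{lemma}\label{lem:tracial}
Every tracial correlation has loss at least $1/(97920\,d)$.
\end{lemma}

\begin{proof}
Let the loss be $\delta$. The trace need not be faithful or normal here; we use only that $\|\cdot\|_2$ is a seminorm with $\|xzy\|_2\le\|x\|\,\|z\|_2\|y\|$. Reassign Alice's unsatisfying outcomes to a fixed satisfying one, and Bob's non-binary outcomes for binary variables to $0$. This keeps PVMs, and it does not increase the loss since the reassigned outcomes were losing. Now the loss on a pair $(c,w)$ is at most $60\delta$ and is the probability of disagreement. By \eqref{eq:distance}, Alice's PVM $(A_b)$ for the value of $w$ in $c$ and Bob's PVM $(B_b)$ for $w$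 satisfy
\[
\sum_b\|A_b-B_b\|_2^2\le\kappa:=120\,\delta .
\]
For binary $w$, the reflections $A_0-A_1$ and $B_0-B_1$ differ by $2(A_0-B_0)=-2(A_1-B_1)$, so they are at distance at most $\epsilon_1:=\sqrt{2\kappa}$.

\emph{Anticommutation.} Let $Z_{ij}$ be Bob's reflections for the first square, $U=Z_{11}$, $R=Z_{22}$. Alice's three reflections in a row or column commute and have exactly the required product. So the product of Bob's three reflections, in any order, is within $3\epsilon_1$ of the required sign; in a row and in the first two columns, each of them is thus within $3\epsilon_1$ of the product of the other two in either order. Start from $\|Z_{13}Z_{23}Z_{33}+1\|_2\le3\epsilon_1$ and replace successively $Z_{13}$ by $Z_{11}Z_{12}$, $Z_{23}$ by $Z_{22}Z_{21}$, $Z_{33}$ by $Z_{31}Z_{32}$, $Z_{31}$ by $Z_{21}Z_{11}$, and $Z_{32}$ by $Z_{22}Z_{12}$. As $Z_{21}^2=1$, we obtain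
\[
\|Z_{11}Z_{12}Z_{22}Z_{11}Z_{22}Z_{12}+1\|_2\le18\epsilon_1 .
\]
Multiplying by $Z_{12}Z_{11}$ on the left and $Z_{12}$ on the right gives $\|RUR+Z_{12}UZ_{12}\|_2\le18\epsilon_1$. Both $Z_{12}U$ and $UZ_{12}$ are within $3\epsilon_1$ of $Z_{13}$, so $\|Z_{12}UZ_{12}-U\|_2\le6\epsilon_1$. Hence $\|URU+R\|_2=\|RU+UR\|_2=\|RUR+U\|_2\le24\epsilon_1$.

\emph{Neighboring levels.} Let $e_i$ $(1\le i\le d)$ be the projection for $K=i$ in Alice's PVM for $c_0$, and $e_0=e_{d+1}=0$. Her PVM for $K_1$ in $c_0$ is $f_j=e_{2j}+e_{2j+1}$ for $0\le j\le d/2$ (and $0$ for larger $j$), and her reflection for $r$ is $r_0=\sum_i(-1)^ie_i$. With $p=\frac12(1+r_0)$ we have $e_{2j}=f_jp$ and $e_{2j+1}=f_j(1-p)$. In her PVM for $c_1$, let $(g_j)$ be the PVM for $K_1$ and $u_1$ the reflection for $u$; they commute, which is the purpose of $c_1$. Comparing $f$ and $g$ with Bob's PVM for $K_1$ gives $\sum_j\|f_j-g_j\|_2^2\le2\kappa+2\kappa=4\kappa$. From $\|u_1-U\|_2,\|r_0-R\|_2\le\epsilon_1$ and four replacements, $\|u_1r_0u_1+r_0\|_2\le28\epsilon_1$. Now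
\[
u_1e_{2j}u_1-e_{2j+1}=(u_1f_ju_1-f_j)\,u_1pu_1+f_j\,\bigl(u_1pu_1-(1-p)\bigr),
\]
where $u_1f_ju_1-f_j=u_1(f_j-g_j)u_1-(f_j-g_j)$ has norm at most $2\|f_j-g_j\|_2$, and $u_1pu_1-(1-p)=\frac12(u_1r_0u_1+r_0)$ has squared norm at most $\frac14\cdot28^2\cdot2\kappa=392\kappa$. Since $\sum_j\|f_jz\|_2^2=\|z\|_2^2$,
\[
\sum_{j=0}^{d/2}\|u_1e_{2j}u_1-e_{2j+1}\|_2^2\le2\cdot4\cdot4\kappa+2\cdot392\kappa=816\kappa .
\]
For projections $q,q'$ we have $\tau(qq')\le\min(\tau(q),\tau(q'))$, so
\[
\|q-q'\|_2^2=\tau(q)+\tau(q')-2\tau(qq')\ge|\tau(q)-\tau(q')|.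
\]
A \emph{squared} distance controls a difference of traces; this is where the tracial loss becomes linear. With $\tau_i=\tau(e_i)$ we get $\sum_{j=0}^{d/2}|\tau_{2j}-\tau_{2j+1}|\le816\kappa$. For $v,K_2,c_2$ and the second square, Alice's PVM for $K_2$ in $c_0$ is $f'_j=e_{2j-1}+e_{2j}$ $(1\le j\le d/2)$, with $e_{2j}=f'_jp$ and $e_{2j-1}=f'_j(1-p)$, and the same computation gives $\sum_{j=1}^{d/2}|\tau_{2j}-\tau_{2j-1}|\le816\kappa$.

\emph{Conclusion.} The two sums add up to the total variation $\sum_{i=0}^d|\tau_{i+1}-\tau_i|$ of the sequence $0,\tau_1,\dots,\tau_d,0$. It is at least $2\max_i\tau_i\ge2/d$, because $\sum_i\tau_i=1$. So $1632\cdot120\,\delta\ge2/d$, that is, $\delta\ge1/(97920\,d)$.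
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:lower}]
Given $\varepsilon\in(0,1]$, let $d$ be the least even integer with $d\ge\sqrt{5/\varepsilon}$. Since $\sqrt{5/\varepsilon}>2$, we have $d\le\sqrt{5/\varepsilon}+2\le2\sqrt{5/\varepsilon}$. The strategy of Lemma~\ref{lem:quantum} has loss $\varepsilon_0<5/d^2\le\varepsilon$. Every constraint has an unsatisfying assignment (give a binary variable the value $2\in\Sigma$), so there is a deterministic strategy with loss $1$. The direct sum of the two strategies, with state $\sqrt{1-\lambda}\,\psi\oplus\sqrt\lambda$, is quantum and has loss $(1-\lambda)\varepsilon_0+\lambda$, which equals $\varepsilon$ for a suitable $\lambda\in[0,1]$. By the property of $f$, some tracial correlation has loss at most $f(\varepsilon)$, and Lemma~\ref{lem:tracial} gives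
\[
f(\varepsilon)\ge\frac1{97920\,d}\ge\frac{\sqrt\varepsilon}{97920\cdot2\sqrt5}\ge2\cdot10^{-6}\sqrt\varepsilon .\qedhere
\]
\end{proof}

\begin{thebibliography}{9}

\bibitem{BDJ}
Brown, Dykema and Jung, \emph{Free entropy dimension in amalgamated free products}, Math. Proc. Camb. Phil. Soc., 2008.

\bibitem{Culf}
Eric Culf, \emph{Almost perfect strategies for projection games are approximately tracial}, arXiv:2603.14746 (2026).

\bibitem{NS}
Nica and Speicher, \emph{Lectures on the Combinatorics of Free Probability}.

\bibitem{Voi}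
Voiculescu, \emph{Free entropy V}.

\end{thebibliography}
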